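# Finite-order inflation and an edge that runs into the interior

## 1. A planar set built from rectangles

For numbers $\sigma,\tau\in[0,\tfrac23]$ consider the rectangle with opposite corners $(0,0)$ and $(\sigma(1-\tau),\,\tau(1-\sigma))$, and let $K$ be the union of all these rectangles:
$$K=\Big\{(y_1,y_2):\ y_1,y_2\ge 0,\ \exists\,\sigma,\tau\in[0,\tfrac23]\ \text{with}\ y_1\le\sigma(1-\tau),\ y_2\le\tau(1-\sigma)\Big\}.\tag{1}$$
There is a trade-off: increasing $\sigma$ helps $y_1$ and hurts $y_2$, increasing $\tau$ does the opposite, and both are capped at $\frac23$. We need three facts about $K$.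

**Fact A.** If $0\le y_1\le\frac19$, then $(y_1,y_2)\in K$ if and only if $0\le y_2\le\frac23-2y_1$.

Suppose $(y_1,y_2)\in K$ with parameters $\sigma,\tau$. Since $1-\tau\ge\frac13>0$, we have $\sigma\ge y_1/(1-\tau)$, so
$$y_2\le\tau(1-\sigma)\le\varphi(\tau):=\tau\Big(1-\frac{y_1}{1-\tau}\Big).$$
Differentiating,
$$\varphi'(\tau)=1-\frac{y_1}{1-\tau}-\frac{\tau y_1}{(1-\tau)^2}=1-\frac{y_1}{(1-\tau)^2}.$$
For $\tau\le\frac23$ we have $(1-\tau)^2\ge\frac19\ge y_1$, so $\varphi'\ge0$ and $y_2\le\varphi(\frac23)=\frac23(1-3y_1)=\frac23-2y_1$. Conversely, take $\tau=\frac23$ and $\sigma=3y_1\le\frac13$. Then $\sigma(1-\tau)=y_1$ and $\tau(1-\sigma)=\frac23-2y_1$, so every $y_2\in[0,\frac23-2y_1]$ is allowed.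

**Fact B.** The open set $\{\frac19<y_1<\frac49,\ y_2>0,\ \sqrt{y_1}+\sqrt{y_2}<1\}$ is contained in $K$. It contains every point of the line $2y_1+y_2=\frac23$ with $\frac19<y_1<\frac13$.

For the first claim take $\sigma=\sqrt{y_1}$ and $\tau=1-\sqrt{y_1}$. Both lie in $(\frac13,\frac23)$, and $\sigma(1-\tau)=y_1$, $\tau(1-\sigma)=(1-\sqrt{y_1})^2\ge y_2$. For the second, put $y_2=\frac23-2y_1$, which is positive because $y_1<\frac13$. Then
$$(1-\sqrt{y_1})^2-y_2=3y_1-2\sqrt{y_1}+\tfrac13=3\big(\sqrt{y_1}-\tfrac13\big)^2>0,$$
and since $1-\sqrt{y_1}>0$ this says $\sqrt{y_2}<1-\sqrt{y_1}$.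

**Fact C.** Every point of $K$ satisfies $\sqrt{y_1}+\sqrt{y_2}\le1$.

By Cauchy–Schwarz, $\sqrt{\sigma}\sqrt{1-\tau}+\sqrt{1-\sigma}\sqrt{\tau}\le1$.

So the upper boundary of $K$ starts at $(0,\frac23)$, follows the line $2y_1+y_2=\frac23$ down to $(\frac19,\frac49)$, and there changes to the arc $\sqrt{y_1}+\sqrt{y_2}=1$. The arc $y_2=(1-\sqrt{y_1})^2$ has slope $-(1-\sqrt{y_1})/\sqrt{y_1}=-2$ at $y_1=\frac19$, so it leaves the line tangentially, staying above it. The line itself continues, beyond the point of contact, through the *interior* of $K$.

This behavior is what the set is for. Call a subset of $\mathbb R^d$ **basic closed** if it has the form $\{g_1\ge0,\dots,g_m\ge0\}$ for finitely many polynomials $g_i$. We shall see that a set with such a line is never basic closed. On the other side, there is a family of tests in the theory of causal models, the inflation tests, indexed by an order $n$; for fixed $n$, the set of distributions passing the test *is* basic closed. We shall find $K$ as a two-dimensional slice of the set of distributions compatible with a causal model on five bits. Hence no single order $n$ is exact for that model.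

Preimages of basic closed sets under affine maps are basic closed: compose each $g_i$ with the map. So if some affine slice of a set is not basic closed, neither is the set.

## 2. Correlation scenarios, compatibility, inflation

**Definition (scenario).** A correlation scenario $G$ is a directed acyclic graph with finitely many observed variables $A_1,\dots,A_N$, each with a fixed finite alphabet, and finitely many latent variables $U_1,\dots,U_L$. Latents have no parents, every edge goes from a latent to an observed variable, and every observed variable has at least one latent parent. The latents are mutually independent. We write $\mathrm{pa}(A_i)$ for the latent parents of $A_i$, and $A(S,\Lambda)$ to say that $A$ has parents $S$ and $\Lambda$.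

**Definition (compatibility).** A distribution $P(A_1,\dots,A_N)$ is compatible with $G$ if there are independent random variables $U_1,\dots,U_L$, on arbitrary probability spaces, and deterministic functions $f_i$ such that $A_i=f_i(\mathrm{pa}(A_i))$ have joint law $P$. The set of compatible distributions is $\mathcal C(G)$.

*Example: three in a row.* Latents $S,T$; observed $X(S)$, $B(S,T)$, $Z(T)$. In any model $X$ and $Z$ are independent. Conversely, if $X\perp Z$ under $P$, let $S=X$ and $T=(Z,\nu)$ with $\nu$ uniform on $[0,1]$ independent of $Z$, and let $B$ be sampled from $P(b|X,Z)$ using the random number $\nu$. So $\mathcal C$ is the set of $P$ with $P(x,z)=P(x)P(z)$.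

**Definition (inflation).** In the $n$-th order inflation of $G$, each latent $U_j$ becomes $n$ copies $U_j^1,\dots,U_j^n$. If $\mathrm{pa}(A_i)=\{U_{j_1},\dots,U_{j_r}\}$, then $A_i$ becomes copies $A_i^{k_1\dots k_r}$, one for each $(k_1,\dots,k_r)\in\{1,\dots,n\}^r$, with parents $U_{j_1}^{k_1},\dots,U_{j_r}^{k_r}$ and the same alphabet. A distribution $P$ admits an $n$-th order inflation if there is a probability distribution $Q_n$ of all inflated observed variables such that

1. (symmetry) $Q_n$ is invariant under relabelling the copy index of each $U_j$ by an arbitrary $\pi_j\in S_n$, chosen independently for different $j$ and acting on the corresponding superscripts;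
2. (diagonal marginal) under $Q_n$ the blocks $(A_1^{k\dots k},\dots,A_N^{k\dots k})$, $k=1,\dots,n$, are i.i.d. with law $P$.

The set of such $P$ is $\mathcal I_n(G)$.

Always $\mathcal C(G)\subset\mathcal I_n(G)$: given a model, take $n$ independent copies of each latent and set $A_i^{k_1\dots k_r}=f_i(U_{j_1}^{k_1},\dots,U_{j_r}^{k_r})$. Copies of one latent are i.i.d., which gives (1), and different diagonal blocks use disjoint sets of latent copies, which gives (2). We say that $n$-th order inflation *solves exact Causal Compatibility* for $G$ if $\mathcal C(G)=\mathcal I_n(G)$.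

*Example, continued.* For three in a row and $n=2$ the inflated variables are $X^1,X^2,Z^1,Z^2$ and $B^{kl}$ with $k,l\in\{1,2\}$. Swap the copies of $T$. By (1), $(X^1,Z^1)$ has the law of $(X^1,Z^2)$. The first is diagonal, with law $P_{XZ}$; the second takes its entries from different blocks, so its law is $P_X\otimes P_Z$. Hence $X\perp Z$, and $n=2$ is exact. For $n=1$ there is nothing to permute and (2) says $Q_1=P$, so $\mathcal I_1$ contains all distributions.

The problem, from Miguel Navascues and Elie Wolfe, "The Inflation Technique Completely Solves the Causal Compatibility Problem", arXiv:1707.06476 (2017), is this. Given any correlation scenario with specified finite alphabets, is there an $n$ for which $n$-th order inflation solves exact Causal Compatibility? The answer is no, with the following counterexample.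

**Theorem 1.** Let $L_5$ have latents $S,\Lambda,M,T$ and binary observed variables $X(S),\ A(S,\Lambda),\ B(\Lambda,M),\ C(M,T),\ Z(T)$. Then $\mathcal C(L_5)$ is not basic closed. Consequently, for every $n$ there is a distribution that admits an $n$-th order inflation of $L_5$ but is incompatible with $L_5$.

## 3. At fixed order, inflation is a finite polynomial test

**Lemma 1.** For every scenario $G$ and every $n$, $\mathcal I_n(G)$ is basic closed. Hence if $\mathcal C(G)$ is not basic closed, no finite $n$ solves exact Causal Compatibility for $G$.

*Proof.* There are finitely many inflated variables, each with finitely many values, so the distributions $Q$ on them form a simplex. Condition (1) is a finite system of linear equations in $Q$, so the symmetric distributions form a polytope. Taking the marginal on the diagonal copies is linear, and a linear image of a polytope is a polytope. A polytope is a finite intersection of closed half-spaces. So there are linear $\ell_i$ and constants $c_i$ such that a vector $v$ is the diagonal marginal of some symmetric $Q$ exactly when $\ell_i(v)\ge c_i$ for $i=1,\dots,m$. (Linear equations appear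 as pairs of inequalities.)

Therefore $P\in\mathcal I_n(G)$ if and only if $P$ is a probability distribution and $\ell_i(P^{\otimes n})\ge c_i$ for all $i$. The entries of $P^{\otimes n}$ are monomials in the entries of $P$, so these are finitely many polynomial inequalities. Being a probability distribution is also given by finitely many non-strict polynomial inequalities.

If $\mathcal C(G)$ is not basic closed, it differs from $\mathcal I_n(G)$ for every $n$, and since $\mathcal C(G)\subset\mathcal I_n(G)$ the inclusion is strict. $\square$

For three in a row with $n=2$ we found the list explicitly: besides the conditions for $P$ to be a probability distribution, it consists of the equations $P(x,z)=P(x)P(z)$, each written as two inequalities.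

## 4. Conditioning on the ends: four in a row, and where five stops

Before looking for counterexamples, let us try to prove the opposite. The sensible approach is to force the end variables of a path to show all their values at once in the inflation, and to read a model off the conditional law.

Take four in a row: $X(S),\ B(S,\Lambda),\ C(\Lambda,T),\ Z(T)$ with $X,Z$ binary, all their values having positive probability, and $n=2$. Swapping the copies of $T$ gives $X\perp Z$ as before. Put $B^i=B^{S=i,\Lambda=1}$ and $C^j=C^{\Lambda=1,T=j}$, and condition on $\mathcal E=\{X^1=0,X^2=1,Z^1=0,Z^2=1\}$, which has positive probability. For each $i,j$, a relabelling of the copies of $S$ and of $T$ carries $(X^i,B^i,C^j,Z^j)$ to the first diagonal block and the remaining $X$ and $Z$ to the second block. The two blocks are independent, so given $\mathcal E$ the pair $(B^i,C^j)$ has law $P(b,c\,|\,x_i,z_j)$ with $x_1=z_1=0$, $x_2=z_2=1$. Now let one latent $\Lambda$ carry $(B^1,B^2,C^1,C^2)$ drawn from the conditional law given $\mathcal E$, let $S$ and $T$ produce $X$ and $Z$, and let $B$ and $C$ output the entries selected by $X$ and $Z$. This is a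 model of $P$, so $n=2$ is exact here. (Section 9 does the general case with all details.)

Now try $L_5$ in the same way. Put $A^i=A^{S=i,\Lambda=1}$, $B=B^{\Lambda=1,M=1}$, $C^j=C^{M=1,T=j}$. The same relabelling shows that, given $\mathcal E$, the triple $(A^i,B,C^j)$ has law $P(a,b,c\,|\,x_i,z_j)$ for all $i,j$. To build a model we would let $\Lambda$ carry $(A^1,A^2)$ and $M$ carry $(C^1,C^2)$, and sample $B$ from its conditional law. But $\Lambda$ and $M$ must be independent, so we need $(A^1,A^2)$ independent of $(C^1,C^2)$. The laws of the triples give only that each single $A^i$ is independent of each single $C^j$. In the four-path one latent could carry everything; here two independent latents must share the load, and the argument stops. Remark 1 in Section 6 shows with explicit numbers that the missing independence does not follow from the triple laws.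

The same observation suggests what to look for: a family of distributions whose compatibility is governed exactly by the independence of the two pairs. The joint laws of $(A^1,A^2)$ and of $(C^1,C^2)$ each have one free parameter once the single-variable laws are fixed. These will be $\sigma$ and $\tau$ in (1).

## 5. A line that is boundary in one place and interior in another

**Lemma 2.** Let $K\subset\mathbb R^2$, let $F$ be a nonconstant affine function on $\mathbb R^2$, and let $\ell=\{F=0\}$. Suppose

(a) there is a nonempty open segment $E\subset\ell$ such that every $e\in E$ has a neighborhood in which all points with $F>0$ lie in $K$ and no point with $F<0$ lies in $K$;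

(b) there is a nonempty open segment $E'\subset\ell$ with $E'\subset\operatorname{int}K$.

Then $K$ is not basic closed.

*Proof.* Suppose $K=\{g_1\ge0,\dots,g_m\ge0\}$. Drop the $g_i$ that are identically zero; some remain, since $K\ne\mathbb R^2$ by (a).

**Step 1: isolate the power of $F$ in each $g_i$.** A polynomial that vanishes on $\ell$ is divisible by $F$: in affine coordinates $(u,v)$ with $u=F$, it is $g(0,v)$ plus a multiple of $u$. Dividing as often as possible, write $g_i=F^{k_i}h_i$ with $F\nmid h_i$. Then the restriction of $h_i$ to $\ell$ is a nonzero polynomial in one variable and has finitely many zeros.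

**Step 2: find a factor of odd order from the boundary piece.** Choose $e\in E$ with $h_i(e)\ne0$ for all $i$. Near $e$, on the side $F>0$, we are in $K$, so $g_i\ge0$ there, hence $h_i\ge0$ there, and by continuity $h_i(e)>0$ for all $i$. So every $h_i$ is positive near $e$. A point near $e$ with $F<0$ is outside $K$, so some $g_i=F^{k_i}h_i$ is negative there. Since $h_i>0$ and $F<0$ at this point, $k_i$ is odd.

**Step 3: carry the sign change along the line.** Fix this $i$ and take $q\in E'$ with $h_i(q)\ne0$. Near $q$ the sign of $h_i$ is constant, while $F^{k_i}$ changes sign across $\ell$ because $k_i$ is odd. So $g_i<0$ at points arbitrarily near $q$, and these points are outside $K$. This contradicts $q\in\operatorname{int}K$. $\square$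

*Example.* The set $\{x\ge0\}\cup\{y\ge0\}$ is not basic closed. Take $F=y$: the points $(x,0)$ with $x<0$ satisfy (a), and the points $(x,0)$ with $x>0$ are interior.

**Corollary.** The set $K$ of (1) is not basic closed. Take $F=\frac23-2y_1-y_2$. For (a) let $E=\{F=0,\ 0<y_1<\frac19\}$. On $E$ we have $y_2>\frac49>0$, so near a point of $E$ the conditions $0<y_1<\frac19$ and $y_2>0$ hold, and by Fact A membership in $K$ there is equivalent to $F\ge0$. For (b) let $E'=\{F=0,\ \frac19<y_1<\frac13\}$, which lies in an open subset of $K$ by Fact B.

## 6. Five bits in a row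

It remains to find $K$ inside $\mathcal C(L_5)$. Let $u_0=\frac13$, $u_1=\frac12$, and let $\theta_x$ be the distribution on $\{0,1\}$ with $\theta_x(1)=u_x$. The plan is to make $X$ and $Z$ uniform inputs selecting one entry of a pair $(a_0,a_1)$ and one entry of a pair $(c_0,c_1)$, with $a_x\sim\theta_x$ and $c_z\sim\theta_z$, and to let $B=1$ occur only in two cells:

- cell I: $(a_0,a_1)=(1,1)$ and $(c_0,c_1)=(0,1)$, with total mass $r$;
- cell II: $(a_0,a_1)=(0,1)$ and $(c_0,c_1)=(1,1)$, with total mass $w$.

Recording $(a_x,c_z)$ on these cells gives tables $T_{xz}(a,c)$ whose only nonzero entries are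
$$\begin{aligned}&T_{00}(1,0)=r,\ T_{00}(0,1)=w;\qquad T_{01}(1,1)=r,\ T_{01}(0,1)=w;\\ &T_{10}(1,0)=r,\ T_{10}(1,1)=w;\qquad T_{11}(1,1)=r+w.\end{aligned}\tag{2}$$
For $(r,w)\in\mathbb R^2$ define $P_{r,w}(x,a,b,c,z)=\frac14R_{r,w}(a,b,c|x,z)$, where
$$R_{r,w}(a,1,c|x,z)=T_{xz}(a,c),\qquad R_{r,w}(a,0,c|x,z)=\theta_x(a)\theta_z(c)-T_{xz}(a,c).\tag{3}$$
The map $(r,w)\mapsto P_{r,w}$ is affine. For some $(r,w)$ the table has negative entries; then it is not compatible with anything.

**Proposition 1.** $P_{r,w}\in\mathcal C(L_5)$ if and only if $r,w\ge0$ and there are $s,t\in[0,u_0]$ with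
$$r\le s(u_1-t)\quad\text{and}\quad w\le(u_1-s)t.\tag{4}$$

*Proof of necessity.*

**Step 1: put both values of each input on one probability space.** Let $P_{r,w}$ be compatible through $X=\xi(S)$, $A=f(S,\Lambda)$, $B=g(\Lambda,M)$, $C=h(M,T)$, $Z=\zeta(T)$. By (3), $P(X=x)=P(Z=z)=\frac12$. Take independent $S_0,S_1,\Lambda,M,T_0,T_1$, where $S_x$ has the law of $S$ given $X=x$ and $T_z$ the law of $T$ given $Z=z$. Put
$$a_x=f(S_x,\Lambda),\qquad c_z=h(M,T_z),\qquad B=g(\Lambda,M).$$
Since $X$ depends on $S$ alone and $Z$ on $T$ alone, given $X=x,Z=z$ the four latents are still independent, with the laws of $S_x,\Lambda,M,T_z$. So $(a_x,B,c_z)$ has law $R_{r,w}(\cdot|x,z)$ for all four $(x,z)$. And $(a_0,a_1)$, a function of $S_0,S_1,\Lambda$, is independent of $(c_0,c_1)$, a function of $M,T_0,T_1$. This is the independence that was missing in Section 4.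

**Step 2: confine $B=1$ to the two cells.** The law of $(a_0,B,c_0)$ on $B=1$ is $T_{00}$, and that of $(a_1,B,c_1)$ is $T_{11}$. From their zeros, almost surely $B=1$ implies $(a_0,c_0)\in\{(1,0),(0,1)\}$ and $a_1=c_1=1$.

**Step 3: compare probabilities.** Let $s=P(a_0=a_1=1)\le P(a_0=1)=u_0$ and $t=P(c_0=c_1=1)\le u_0$. Up to null sets,
$$\{B=1,a_0=1\}\subset\{a_0=a_1=1\}\cap\{c_0=0,c_1=1\}.$$
The left side has probability $\sum_cT_{00}(1,c)=r$, and by independence the right side has probability $s(u_1-t)$, because $P(c_1=1)=u_1$. So $0\le r\le s(u_1-t)$. In the same way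
$$\{B=1,a_0=0\}\subset\{a_0=0,a_1=1\}\cap\{c_0=c_1=1\}$$
gives $0\le w\le(u_1-s)t$.

*Proof of sufficiency.* Let $r,w\ge0$ and let $s,t\in[0,u_0]$ satisfy (4). Let $(a_0,a_1)$ take the values $11,10,01,00$ with probabilities
$$s,\quad u_0-s,\quad u_1-s,\quad 1-u_0-u_1+s .$$
These are nonnegative, since $s\le u_0<u_1$ and $u_0+u_1=\frac56$; they sum to $1$, and $P(a_0=1)=u_0$, $P(a_1=1)=u_1$. Let $\Lambda=(a_0,a_1,\nu)$ with $\nu$ uniform on $[0,1]$ independent of $(a_0,a_1)$. Let $M=(c_0,c_1)$ have the analogous law with $t$ in place of $s$. Let $S,T$ be uniform bits, $X=S$, $Z=T$, $A=a_X$, $C=c_Z$. Finally let $B=1$ if and only if one of the following holds: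

- we are in cell I, $r>0$, and $\nu\le r/(s(u_1-t))$;
- we are in cell II, $w>0$, and $\nu\le w/((u_1-s)t)$.

By (4) the quotients are well defined and at most $1$ when used. Cell I has probability $s(u_1-t)$ and contributes mass $r$ to $\{B=1\}$; cell II has probability $(u_1-s)t$ and contributes mass $w$. Reading off $(a_x,c_z)$ on the cells gives exactly $T_{xz}$ of (2). Given $x,z$, the pair $(A,C)=(a_x,c_z)$ has law $\theta_x\otimes\theta_z$, so the part with $B=0$ is also as in (3). The parents are right: $A$ uses $S,\Lambda$; $B$ uses $\Lambda,M$; $C$ uses $M,T$. So the model produces $P_{r,w}$. $\square$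

*Proof of Theorem 1.* Substitute $r=y_1/4$, $w=y_2/4$, $s=\sigma/2$, $t=\tau/2$. Then $s,t\in[0,\frac13]$ becomes $\sigma,\tau\in[0,\frac23]$, and (4) becomes $y_1\le\sigma(1-\tau)$, $y_2\le\tau(1-\sigma)$. So the preimage of $\mathcal C(L_5)$ under the affine map $(y_1,y_2)\mapsto P_{y_1/4,\,y_2/4}$ is exactly $K$, which is not basic closed by the Corollary in Section 5. Hence $\mathcal C(L_5)$ is not basic closed. By Lemma 1, $\mathcal C(L_5)\subsetneq\mathcal I_n(L_5)$ for every $n$. $\square$

**Remark 1 (the gap of Section 4 is real).** Take $r=w=\frac1{12}$, that is $(y_1,y_2)=(\frac13,\frac13)$. Since $2/\sqrt3>1$, Fact C and Proposition 1 show that $P_{1/12,1/12}$ is incompatible. Yet there is a joint law of $(a_0,a_1,B,c_0,c_1)$ under which every $(a_x,B,c_z)$ has law $R_{1/12,1/12}(\cdot|x,z)$. Mix with equal weights the law from the sufficiency proof for $(r,w)=(\frac16,0)$, $(s,t)=(\frac13,0)$, and the one for $(r,w)=(0,\frac16)$, $(s,t)=(0,\frac13)$; condition (4) holds in both cases, and $R_{r,w}$ is affine in $(r,w)$. In the mixture the two pairs are dependent: $P(a_0=a_1=1)=P(c_0=c_1=1)=\frac16$, but both events together have probability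 $0$.

**Remark 2 (why $u_0$ is smaller than $u_1$).** It is tempting to take the symmetric choice $u_0=u_1=\frac12$. The proof of Proposition 1 still works (now $1-u_0-u_1+s=s\ge0$), but the caps become $\sigma,\tau\in[0,1]$. The slice is then $\{y_1,y_2\ge0,\ \sqrt{y_1}+\sqrt{y_2}\le1\}$: one inclusion is Fact C, whose proof works for $\sigma,\tau\in[0,1]$, and for the other take $\sigma=\sqrt{y_1}$, $\tau=1-\sqrt{y_1}$. Squaring twice, this set equals
$$\{y_1\ge0,\ y_2\ge0,\ 1-y_1-y_2\ge0,\ (1-y_1-y_2)^2-4y_1y_2\ge0\},$$
which is basic closed, so this slice gives no contradiction. The cap $\tau\le\frac23$ is what produces the straight edge.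

## 7. Scenarios whose latents have at most two children

Theorem 1 settles the question. The same method gives a sharper result. Call $G$ *graph-type* if every latent has at most two children. Let $\Gamma(G)$ be the graph on the observed variables in which two variables are adjacent if and only if they share a latent. For $L_5$ it is the path $P_5$; for the triangle scenario, with three observed variables and one latent for each pair, it is the cycle $C_3$. The diameter of a tree is the largest distance between two vertices, so $P_4$ has diameter $3$ and $P_5$ has diameter $4$.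

**Theorem 2.** For a graph-type scenario $G$ (cardinalities unspecified), the following are equivalent.

1. For every choice of finite cardinalities, some finite $n$ solves exact Causal Compatibility.
2. For every choice of finite cardinalities, $\mathcal C(G)$ is basic closed.
3. Every connected component of $\Gamma(G)$ is a tree of diameter at most $3$.

Quantitatively: if (3) holds, every $n\ge2$ that is at least $\prod_i|X_i|$ and $\prod_j|Z_j|$ for every component with at least two vertices suffices. Here the component is written as a double star with central edge $BC$, leaves $X_i$ at $B$, and leaves $Z_j$ at $C$. If (3) fails, $\Gamma(G)$ contains an induced path $P_5$ or an induced cycle $C_3$, $C_4$ or $C_5$, and no finite $n$ suffices as soon as the cardinalities along this subgraph are at least, in (cyclic) order,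
$$P_5:(2,2,2,2,2);\quad C_5:(2,4,2,4,2);\quad C_4:(4,4,2,4);\quad C_3:(9,6,18).\tag{5}$$

**Theorem 3.** Let $G$ be any correlation scenario, and let $O$ be a set of observed variables such that every latent has at most two children in $O$ and the graph induced on $O$ is $P_5$, $C_3$, $C_4$ or $C_5$. If the cardinalities on $O$ are at least those listed in (5), then $\mathcal C(G)$ is not basic closed and no finite $n$ suffices.

In particular, no finite $n$ suffices for the triangle with cardinalities $(9,6,18)$ or larger. For a path scenario with $N$ observed variables, finite order suffices for all cardinalities if and only if $N\le4$, and for every $N\ge5$ it already fails with binary variables, since the path then contains an induced $P_5$. The theorems do not classify scenarios with latents of three or more children (beyond Theorem 3), and they do not treat the triangle with smaller alphabets, for example binary ones.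

## 8. Deleting variables, enlarging alphabets, merging latents

**Lemma 3.** (i) Let $G|_O$ be $G$ with the observed variables outside $O$ deleted. If $\mathcal C(G|_O)$ is not basic closed, neither is $\mathcal C(G)$.
(ii) Enlarging alphabets preserves "not basic closed".
(iii) If $G$ is graph-type and $\Gamma=\Gamma(G)$ is connected with at least two vertices, then $\mathcal C(G)=\mathcal C(G_\Gamma)$, where $G_\Gamma$ has exactly one latent per edge of $\Gamma$, with that edge as child set. Moreover, if $P$ admits an $n$-th order inflation for $G$, it does for $G_\Gamma$.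

*Proof.* (i) For a table $P$ on $O$, let $P\otimes\delta$ be the table in which all variables outside $O$ are constant. It is compatible with $G$ if and only if $P$ is compatible with $G|_O$: forget the other variables in one direction, use constant functions for them in the other. The map $P\mapsto P\otimes\delta$ is linear, so $\mathcal C(G|_O)$ is an affine preimage of $\mathcal C(G)$.

(ii) Extend tables by zeros; this is a linear map. If the extended table has a model over the larger alphabets, the new symbols occur with probability $0$, so we may redefine each function on a null set to output an old symbol. Hence the extended table is compatible if and only if the original one is, and the smaller set is again an affine preimage of the larger one.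

(iii) Assign to each latent $U$ with at least one child an edge $\phi(U)$ of $\Gamma$ containing all children of $U$. If $U$ has two children, this is the edge they form. If it has one child, take any edge at that child; there is one, because $\Gamma$ is connected with at least two vertices. Latents without children are ignored.

Given a model for $G$, let the latent of edge $e$ be the tuple of all $U$ with $\phi(U)=e$. These tuples are independent, and each $A_i$ is a function of the tuples at edges $e\ni i$, because $\phi(U)\ni i$ for every $U\in\mathrm{pa}(A_i)$. This is a model for $G_\Gamma$. Conversely, each edge $e$ is the child set of some latent $U_e$ of $G$; put the latent of $e$ into $U_e$ and ignore the other latents.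

For inflations, let $Q_n$ be an inflation for $G$. Define the variables of the inflation of $G_\Gamma$ by
$$A_i^{(k_e)_{e\ni i}}:=A_i^{(k_{\phi(U)})_{U\in\mathrm{pa}(A_i)}},$$
that is, all latents merged into $e$ get the same copy index $k_e$. Relabelling the copies of $e$ by $\pi_e$ amounts to relabelling the copies of each $U$ by $\pi_{\phi(U)}$, so symmetry holds. Diagonal copies correspond to diagonal copies, so the diagonal marginal is unchanged. $\square$

## 9. Trees of diameter at most 3: the inflation contains a model

This section proves (3) $\Rightarrow$ (1), with the stated bound on $n$. Let $n$ be as in Theorem 2 and let $Q_n$ be an $n$-th order inflation of $P$. We construct a model of $P$.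

**Step 1: split into components.** Let $J$ be a component of $\Gamma(G)$. No latent has children both in $J$ and outside $J$. Swap copies $1\leftrightarrow2$ of all latents with a child in $J$. By symmetry, (copy $1\dots1$ of the variables in $J$, copy $1\dots1$ of the rest) has the same law as (copy $2\dots2$ of $J$, copy $1\dots1$ of the rest). The first law is $P$. The second takes its two parts from different diagonal blocks, so it is $P_J\otimes P_{\mathrm{rest}}$. So each component is independent of all the others together, and $P=\bigotimes_JP_J$. Different components use disjoint sets of latents, so it suffices to show that each $P_J$ is compatible with $G|_J$. By marginalization, $P_J$ admits an $n$-th order inflation for $G|_J$. If $|J|=1$, let one of the parents of the variable be the variable itself; this is a model. Otherwise, by Lemma 3(iii), we may assume one latent per edge.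

**Step 2: describe the tree.** A tree with at least two vertices and diameter at most $3$ has an edge $BC$ such that every other vertex is a leaf adjacent to $B$ or to $C$. For diameter $1$ this is the single edge, and for diameter $2$ the tree is a star, where we take $B$ to be the center and $C$ any neighbor. For diameter $3$ take a path $X,B,C,Z$ of length $3$. A vertex at distance at least $2$ from $B$ on the side of $B$ (after removing the edge $BC$) would have distance at least $2+1+1=4$ from $Z$. So all vertices on that side are neighbors of $B$, hence leaves; the other side is symmetric. Write $X_1,\dots,X_k$ for the leaves at $B$, with latents $S_1,\dots,S_k$, and $Z_1,\dots,Z_l$ for the leaves at $C$, with latents $T_1,\dots,T_l$, where $k,l\ge0$. The edge $BC$ has latent $\Lambda$. So $B$ has parents $S_1,\dots,S_k,\Lambda$ and $C$ has parents $\Lambda,T_1,\dots,T_l$. From now on $P$ denotes the law on this component.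

**Step 3: the leaves are mutually independent.** Let $Y$ be a leaf and $Y_*$ a group of other leaves. Swapping copies $1\leftrightarrow2$ of the latent of $Y$ leaves the copies of the other leaves alone. So $(Y_*^1,Y^1)$, which has law $P_{Y_*Y}$, has the law of $(Y_*^1,Y^2)$, which is $P_{Y_*}\otimes P_Y$. Add leaves one at a time. In particular $X=(X_1,\dots,X_k)$ and $Z=(Z_1,\dots,Z_l)$ are independent. If $k=0$ then $X$ is the empty tuple, with a single value of probability $1$; likewise for $Z$.

**Step 4: make all leaf values appear at once.** Write
$$X^i=(X_1^i,\dots,X_k^i),\quad Z^j=(Z_1^j,\dots,Z_l^j),\quad B^i=B^{S=(i,\dots,i),\,\Lambda=1},\quad C^j=C^{\Lambda=1,\,T=(j,\dots,j)}.$$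
Let $x_1,\dots,x_p$ and $z_1,\dots,z_q$ be the values of positive probability of $X$ and $Z$. By the choice of $n$, $p\le\prod_i|X_i|\le n$ and $q\le\prod_j|Z_j|\le n$. Consider
$$\mathcal E=\{X^i=x_i\ (1\le i\le p),\ Z^j=z_j\ (1\le j\le q)\}.$$
The tuples $(X^m,Z^m)$, $m=1,\dots,n$, are parts of the diagonal blocks, so they are i.i.d., and within each block $X\perp Z$. Hence $\Pr(\mathcal E)=\prod_iP(x_i)\prod_jP(z_j)>0$.

**Step 5: the law of $(B^i,C^j)$ given $\mathcal E$.** Fix $i\le p$ and $j\le q$. Apply to all $S$-latents the transposition of $i$ and $1$, to all $T$-latents the transposition of $j$ and $1$, and nothing to $\Lambda$. By symmetry, the law of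
$$\big((X^i,B^i,C^j,Z^j);\ (X^{i'})_{i'\ne i},\ (Z^{j'})_{j'\ne j}\big)$$
is that of
$$\big((X^1,B^1,C^1,Z^1);\ (X^m)_{m\ge2},\ (Z^m)_{m\ge2}\big),$$
up to relabelling within the second group. Now every variable is a diagonal copy. The first group is the first block, and the second group consists of parts of the other blocks. So the first group has law $P(x,b,c,z)$ and is independent of the second. The event $\mathcal E$ says $X^i=x_i$, $Z^j=z_j$ in the first group, together with a condition on the second. Hence, conditionally on $\mathcal E$, the pair $(B^i,C^j)$ has law $P(b,c|x_i,z_j)$, and this holds for all $i,j$.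

**Step 6: the model.** Let $\Lambda=(\beta_1,\dots,\beta_p,\gamma_1,\dots,\gamma_q)$ have the law of $(B^1,\dots,B^p,C^1,\dots,C^q)$ given $\mathcal E$. Let $S_1,\dots,S_k,T_1,\dots,T_l$ be independent of each other and of $\Lambda$, with $S_i$ distributed as $X_i$ and $T_j$ as $Z_j$. Put $X_i=S_i$, $Z_j=T_j$, let $B=\beta_i$ when $X=x_i$ and $C=\gamma_j$ when $Z=z_j$ (arbitrary otherwise, with probability $0$). By Step 3 the leaves have the right joint law, and the probability of $(x_i,b,c,z_j)$ is $P(x_i)P(z_j)P(b,c|x_i,z_j)=P(x_i,b,c,z_j)$. So $P$ is compatible, and (3) $\Rightarrow$ (1) is proved. $\square$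

The implication (1) $\Rightarrow$ (2) is Lemma 1: if $n$ suffices, $\mathcal C(G)=\mathcal I_n(G)$ is basic closed.

## 10. Shared copies, and the cycles $C_5$ and $C_4$

For (2) $\Rightarrow$ (3) and Theorem 3, the four graphs in (5) have to be treated. The path is Theorem 1. In a cycle there is an unwanted latent, or an unwanted dependence, closing the path. The following device turns it off.

**Copy principle.** If $Y=y(U,V)$ and $Y'=y'(U,W)$ are discrete with $U,V,W$ independent, and $Y=Y'$ almost surely, then $Y=\eta(U)$ almost surely for some function $\eta$.

*Proof.* By Fubini, for almost every $u$ the variables $y(u,V)$ and $y'(u,W)$ are almost surely equal, and they are independent. So for each value $k$,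
$$P(y(u,V)=k)=P(y(u,V)=k,\ y'(u,W)=k)=P(y(u,V)=k)\,P(y'(u,W)=k)=P(y(u,V)=k)^2,$$
and this probability is $0$ or $1$. Hence $y(u,V)$ is almost surely equal to a constant $\eta(u)$. $\square$

For example, if $S$ is the only latent shared by two nodes and both report the same bit, then that bit is a function of $S$ alone.

**The cycle $C_5$.** Latents $R,S,\Lambda,M,T$; observed $\bar X(R,S)$, $\bar A(S,\Lambda)$, $B(\Lambda,M)$, $\bar C(M,T)$, $\bar Z(T,R)$ with cardinalities $2,4,2,4,2$. Consider the tables in which
$$\bar X=X,\quad\bar A=(X,A),\quad\bar C=(C,Z),\quad\bar Z=Z,\qquad (X,A,B,C,Z)\sim P_{r,w}.$$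
They depend affinely on $(r,w)$. If such a table is compatible, then $X$ is reported by $\bar X(R,S)$ and by $\bar A(S,\Lambda)$, so $X=\xi(S)$ almost surely by the copy principle. Likewise $Z$ is reported by $\bar Z(T,R)$ and $\bar C(M,T)$, so $Z=\zeta(T)$. Together with the component $A$ of $\bar A(S,\Lambda)$, with $B(\Lambda,M)$ and with the component $C$ of $\bar C(M,T)$, this is an $L_5$-model of $P_{r,w}$. Conversely, an $L_5$-model gives a model here that ignores $R$: $\bar A$ knows $S$ and so can report $X=\xi(S)$, and $\bar C$ knows $T$ and so can report $Z$. Hence the slice is again $K$, up to the scaling $r=y_1/4$, $w=y_2/4$, and $\mathcal C$ is not basic closed.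

**The cycle $C_4$.** Latents $S,\Lambda,M,T$; observed $N(S,T)$, $\bar A(S,\Lambda)$, $B(\Lambda,M)$, $\bar C(M,T)$ with cardinalities $4,4,2,4$. Take $N=(X,Z)$, $\bar A=(X,A)$, $\bar C=(C,Z)$ with $(X,A,B,C,Z)\sim P_{r,w}$. If the table is compatible, $X$ is reported by $N(S,T)$ and $\bar A(S,\Lambda)$, so $X=\xi(S)$; and $Z$ is reported by $N(S,T)$ and $\bar C(M,T)$, so $Z=\zeta(T)$. We again get an $L_5$-model of $P_{r,w}$. Conversely, from an $L_5$-model, $N$ knows $S$ and $T$ and can report $(X,Z)$, and $\bar A,\bar C$ are as before. So the slice is $K$ up to scaling.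

## 11. The triangle and a hexagram

With only three observed variables there is no room for $L_5$. Here a different slice does the work, one in which compatibility becomes a factorization problem for distributions on $\mathbb Z_3$. Latents $U,V,W$; observed $\bar A(U,V)$, $\bar D(V,W)$, $\bar C(U,W)$ with values
$$\bar A=(A,X)\in\mathbb Z_3\times\{0,1,2\},\quad\bar D=(D,Z)\in\mathbb Z_3\times\{0,1\},\quad\bar C=(C,X',Z')\in\mathbb Z_3\times\{0,1,2\}\times\{0,1\},$$
so the cardinalities are $9,6,18$.

**Step 1: distributions on $\mathbb Z_3$ as points of a triangle.** Let $\omega=e^{2\pi i/3}$ and $\zeta=e^{i\pi/3}=-\omega^2$. For a real function $p$ on $\mathbb Z_3$ with sum $1$ put $\hat p=\sum_kp(k)\omega^k$. This is an affine bijection onto $\mathbb C$ with inverse $p(k)=\frac13\big(1+2\operatorname{Re}(\hat p\,\omega^{-k})\big)$; indeed $1+2\operatorname{Re}\omega^{m}$ is $3$ for $m=0$ and $0$ for $m=\pm1$. Probability distributions are mapped onto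
$$\Delta=\operatorname{conv}\{1,\omega,\omega^2\}=\{\alpha:\operatorname{Re}(\alpha\zeta^{-k})\le\tfrac12,\ k=1,3,5\},$$
the triangle with outward normals $\zeta,\zeta^3,\zeta^5$ at distance $\frac12$ from the origin. Convolution becomes multiplication: $\widehat{p*q}=\hat p\,\hat q$. For example, the uniform distribution has $\hat p=0$, and the point mass at $1$ has $\hat p=\omega$.

**Step 2: the slice.** Let $\kappa=e^{i\pi/6}/\sqrt3$. For $\alpha\in\mathbb C\cong\mathbb R^2$ define functions $R_{ij}$ on $\mathbb Z_3$ with sum $1$ ($i\in\{0,1,2\}$, $j\in\{0,1\}$) by
$$\hat R_{ij}=(-1)^{i+j}\kappa^2\ \ (i=0,1),\qquad\hat R_{2j}=(-1)^j\alpha\kappa.\tag{6}$$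
Let $P_\alpha$ be the table in which $X'=X$, $Z'=Z$, $D=C-A$, and $(X,Z,A,C)=(i,j,a,k)$ has weight $\frac16\cdot\frac13R_{ij}(k)$. It is affine in $\alpha$. When it is a probability distribution, $X$ and $Z$ are independent and uniform, $A$ is uniform and independent of $(X,Z,C)$, and $C$ has law $R_{ij}$ given $X=i$, $Z=j$.

**Step 3: compatibility is factorization.** We show that $P_\alpha$ is compatible if and only if there are probability distributions $p_0,p_1,p_2,q_0,q_1$ on $\mathbb Z_3$ with $R_{ij}=p_i*q_j$ for all $i,j$.

($\Rightarrow$) $X$ is reported by $\bar A(U,V)$ and $\bar C(U,W)$, so $X=\xi(U)$ almost surely by the copy principle. $Z$ is reported by $\bar D(V,W)$ and $\bar C(U,W)$, so $Z=\eta(W)$ almost surely. Write $A=f(U,V)$, $D=g(V,W)$, $C=h(U,W)$. Since $C=A+D$ almost surely, Fubini gives a value $v_0$ with $h(u,w)=f(u,v_0)+g(v_0,w)$ for almost every $(u,w)$. So almost surely $C=a(U)+c(W)$ with $a=f(\cdot,v_0)$ and $c=g(v_0,\cdot)$. Let $p_i$ be the law of $a(U)$ given $\xi(U)=i$ and $q_j$ the law of $c(W)$ given $\eta(W)=j$. Given $X=i$ and $Z=j$, the variables $a(U)$ and $c(W)$ are independent with laws $p_i,q_j$, and $C$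 has law $R_{ij}$. So $R_{ij}=p_i*q_j$.

($\Leftarrow$) Let $U=(X,a)$ with $X$ uniform on $\{0,1,2\}$ and $a\sim p_X$ given $X$; let $W=(Z,c)$ with $Z$ uniform on $\{0,1\}$ and $c\sim q_Z$ given $Z$; let $V=b$ be uniform on $\mathbb Z_3$. Put $A=a+b$, $D=c-b$, $C=a+c$. Let $\bar A$ report $X$ (it knows $U$), $\bar D$ report $Z$ (it knows $W$), and $\bar C$ report both. Then $D=C-A$; given $(X,Z)=(i,j)$ the law of $C$ is $p_i*q_j=R_{ij}$; and since $b$ is uniform and independent of $(U,W)$, $A$ is uniform and independent of $(X,Z,C)$. This is $P_\alpha$.

**Step 4: the hexagon.** Let $\mathcal H=\Delta\cap(-\Delta)$. Since $-1=\zeta^3$, the set $-\Delta$ is given by $\operatorname{Re}(z\zeta^{-k})\le\frac12$ for $k=0,2,4$, so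
$$\mathcal H=\{z:\operatorname{Re}(z\zeta^{-k})\le\tfrac12\ \text{for all }k\}.$$
For $z\in\mathcal H$, $z\neq0$, some direction $\zeta^k$ is within angle $\frac\pi6$ of $z$, so $|z|\cos\frac\pi6\le\operatorname{Re}(z\zeta^{-k})\le\frac12$, and $|z|\le\frac1{\sqrt3}$. Equality forces this angle to be exactly $\frac\pi6$, so $\arg z\in\frac\pi6+\frac\pi3\mathbb Z$ and $z=\kappa\zeta^k$ for some integer $k$. Also $\pm\kappa\in\mathcal H$: $\operatorname{Re}(\kappa\zeta^{-k})=\frac1{\sqrt3}\cos(\frac\pi6-\frac{k\pi}3)\le\frac1{\sqrt3}\cos\frac\pi6=\frac12$, and $\mathcal H=-\mathcal H$.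

**Step 5: $P_\alpha$ is compatible if and only if $\alpha\in\Delta\cup(-\Delta)$.** Suppose $R_{ij}=p_i*q_j$ for all $i,j$. By (6), $\hat p_0\hat q_0=\kappa^2\ne0$. Put $\lambda=\hat p_0/\kappa\ne0$. Dividing in the other equations of (6) gives
$$\hat p_0=\lambda\kappa,\quad\hat p_1=-\lambda\kappa,\quad\hat p_2=\lambda\alpha,\quad\hat q_0=\kappa/\lambda,\quad\hat q_1=-\kappa/\lambda.$$
Since $p_0,p_1,q_0,q_1$ are probability distributions, $\pm\lambda\kappa\in\Delta$ and $\pm\kappa/\lambda\in\Delta$. So $\lambda\kappa$ and $\kappa/\lambda$ both lie in $\mathcal H$. As $|\kappa|=\frac1{\sqrt3}$, Step 4 gives $|\lambda|\le1$ and $|\lambda|\ge1$. So $|\lambda\kappa|=\frac1{\sqrt3}$, and by the equality case $\lambda=\zeta^k$ for some integer $k$. Now $\hat p_2=\zeta^k\alpha\in\Delta$. Since $\omega\Delta=\Delta$ and $\zeta=-\omega^2$, we have $\zeta\Delta=-\Delta$, so $\zeta^{-k}\Delta\in\{\Delta,-\Delta\}$ and $\alpha\in\Delta\cup(-\Delta)$.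

Conversely, if $\alpha\in\Delta$, take $\hat p=(\kappa,-\kappa,\alpha)$ and $\hat q=(\kappa,-\kappa)$. If $-\alpha\in\Delta$, take $\hat p=(-\kappa,\kappa,-\alpha)$ and $\hat q=(-\kappa,\kappa)$. In both cases all entries lie in $\Delta$ and the products are those in (6). The freedom left over is thus a sixth root of unity, and the two triangles are what remains of it.

**Step 6: the hexagram is not basic closed.** Apply Lemma 2 to $\Delta\cup(-\Delta)$ with $F(\alpha)=\frac12-\operatorname{Re}(\alpha\zeta^{-1})$, the line through one side of $\Delta$, parametrized by $\alpha_t=\zeta(\frac12+it)$. We compute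
$$\operatorname{Re}\alpha_t=\tfrac14-\tfrac{\sqrt3}2t,\qquad\operatorname{Re}(\alpha_t\zeta)=-\tfrac14-\tfrac{\sqrt3}2t.$$
$\Delta$ is given by $F\ge0$, $\operatorname{Re}(\alpha\zeta)\le\frac12$, $\operatorname{Re}\alpha\ge-\frac12$, and $-\Delta$ by $\operatorname{Re}(\alpha\zeta^{-1})\ge-\frac12$, $\operatorname{Re}(\alpha\zeta)\ge-\frac12$, $\operatorname{Re}\alpha\le\frac12$.

(a) Let $-\frac{\sqrt3}2<t<-\frac1{2\sqrt3}$. From $t>-\frac{\sqrt3}2$ we get $\operatorname{Re}(\alpha_t\zeta)<\frac12$, and from $t<0$ we get $\operatorname{Re}\alpha_t>-\frac12$. From $t<-\frac1{2\sqrt3}$ we get $\operatorname{Re}\alpha_t>\frac12$, so a neighborhood of $\alpha_t$ misses $-\Delta$. Near $\alpha_t$ the hexagram is therefore exactly $\{F\ge0\}$.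

(b) Let $|t|<\frac1{2\sqrt3}$. Then $\operatorname{Re}(\alpha_t\zeta^{-1})=\frac12>-\frac12$, $\operatorname{Re}(\alpha_t\zeta)>-\frac12$ and $\operatorname{Re}\alpha_t<\frac12$. All constraints of $-\Delta$ hold strictly, so $\alpha_t$ is interior to $-\Delta$.

By Lemma 2 the hexagram is not basic closed. By Step 5 it is the preimage of the compatible set under the affine map $\alpha\mapsto P_\alpha$, so $\mathcal C$ of the triangle with cardinalities $(9,6,18)$ is not basic closed.

## 12. Induced subgraphs and the end of the classification

*Proof of Theorem 3.* By hypothesis $G|_O$ is graph-type, and its graph $\Gamma(G|_O)$ is $P_5,C_3,C_4$ or $C_5$, which is connected. By Lemma 3(iii), $\mathcal C(G|_O)=\mathcal C(G_\Gamma)$ for this graph $\Gamma$, with one latent per edge. For exactly the cardinalities (5), this set is not basic closed, by Theorem 1, Section 10 and Section 11. By Lemma 3(ii) it stays not basic closed for larger cardinalities on $O$, and by Lemma 3(i) $\mathcal C(G)$ is not basic closed. By Lemma 1 no finite $n$ suffices. $\square$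

*Proof of (2) $\Rightarrow$ (3) in Theorem 2.* Suppose (3) fails, and take a component of $\Gamma(G)$ that is not a tree of diameter at most $3$. If it contains a cycle, take a shortest one; it is induced, since a chord would give a shorter cycle. If it has length at least $6$, five consecutive vertices on it form an induced $P_5$, because the two outer ones are not adjacent. Otherwise the induced cycle is $C_3,C_4$ or $C_5$. If the component contains no cycle, it is a tree of diameter at least $4$, and the path joining two vertices at distance $4$ is an induced $P_5$.

Let $O$ be the vertex set of this subgraph. Every latent of $G$ has at most two children, so Theorem 3 applies. If the cardinalities on $O$ are at least those in (5), $\mathcal C(G)$ is not basic closed and no finite $n$ suffices. So (2) fails, and the last quantitative statement of Theorem 2 holds as well. Together with Section 9, this proves Theorem 2. $\square$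

The negative statements say more than that inflation fails at each order: in these scenarios no finite list of non-strict polynomial inequalities describes the compatible distributions. A hierarchy of tests whose individual levels are each given by finitely many such inequalities is therefore not exact there at any finite level.
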